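\title{Constant-rate approximate quantum error correction with $D$-dimensional circuits of depth $O((\log n)^{1/D})$}

\begin{abstract}
We determine the depth that a geometrically local encoding circuit on a $D$-dimensional grid of $n$ qubits needs in order to protect a constant fraction of logical qubits against independent noise of constant strength. For i.i.d.\ Pauli noise of entropy $H<1$, every rate below the hashing bound $1-H$ and every error $\epsilon$ between $\frac12$ and an exponentially small threshold, nearest-neighbor circuits of depth $O((\log(n/\epsilon))^{1/D})$ suffice. This proves a conjecture of Liu, Du, Liu and Ma for every $D\ge1$. A light-cone argument shows that for depolarizing noise this depth is optimal up to a constant factor. The construction tiles the grid by cubes of logarithmic volume and applies, in each cube, $D$ rounds of independent random Clifford unitaries along axis-parallel lines. The core of the proof is an estimate on how such a circuit spreads Pauli operators.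
\end{abstract}

\section{Introduction}

\subsection{The problem}

Fix an integer $D\ge1$ and place $n=L^D$ qubits on the sites of the grid $[L]^D$, where $[L]=\{1,\dots,L\}$. A \emph{circuit of depth $d$} is a product $U$ of $d$ layers, each layer being a tensor product of unitary gates with disjoint supports. The circuit is \emph{nearest-neighbor} if every gate acts on one site or on two adjacent sites; within this constraint the gates are arbitrary. Choose $k$ of the sites as \emph{logical} inputs and initialize the other $n-k$ sites, the \emph{ancillas}, in $|0\rangle$. This defines the encoding map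
\[
\mathcal E(\rho)=U\bigl(\rho\otimes|0\rangle\langle0|^{\otimes(n-k)}\bigr)U^\dagger
\]
of \emph{rate} $k/n$. The gates are noiseless, and noise acts once, after the encoding.

An \emph{i.i.d.\ Pauli channel} $\mathcal N$ applies to each qubit independently one of $I,X,Y,Z$ with probabilities $\vec p=(p_I,p_X,p_Y,p_Z)$. The basic example is depolarizing noise $\mathcal N_p=\mathcal D_p^{\otimes n}$, with $\vec p=(1-p,\frac p3,\frac p3,\frac p3)$. Since $\frac14(\rho+X\rho X+Y\rho Y+Z\rho Z)=\operatorname{tr}(\rho)\,I/2$, for $p\le\frac34$ we can write
\begin{equation}\label{eq:depol}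
\mathcal D_p(\rho)=(1-q)\rho+q\operatorname{tr}(\rho)\,I/2,\qquad q=4p/3 :
\end{equation}
with probability $q$ the qubit is replaced by a maximally mixed one. (Calling $q$ rather than $p$ the error probability only rescales the parameter.)

Let $\Phi_k=|\Phi_k\rangle\langle\Phi_k|$ be the maximally entangled state of the $k$ logical qubits with $k$ reference qubits; it is a tensor product of $k$ Bell pairs. For a state $\rho$ on these $2k$ qubits the fidelity with $\Phi_k$ is $F(\rho)=\langle\Phi_k|\rho|\Phi_k\rangle$ and the purified distance is $P(\rho,\Phi_k)=\sqrt{1-F(\rho)}$. The code \emph{corrects $\mathcal N$ with AQEC error $\epsilon$} (approximate quantum error correction, in the entanglement-fidelity formulation) if there is a recovery channel $\mathcal R$, from the $n$ physical to the $k$ logical qubits and otherwise arbitrary, such that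
\[
P\bigl((\mathcal R\circ\mathcal N\circ\mathcal E\otimes\mathrm{id})(\Phi_k),\,\Phi_k\bigr)\le\epsilon .
\]
The error refers to all logical qubits at once. If, for instance, $\mathcal R\circ\mathcal N\circ\mathcal E$ applies a random Pauli operator to the logical qubits, then $F$ is the probability that this operator is the identity, because a nontrivial Pauli operator maps $|\Phi_k\rangle$ to an orthogonal state. Without encoding or recovery $F=(1-p)^k$, which tends to $0$ exponentially fast at constant rate.

How deep must the encoding circuit be to achieve $k\ge cn$ and $\epsilon\le n^{-C}$ against $\mathcal N_p$, for some constants $p,c,C>0$? We recall from \cite{LDLM} what is known. For $D=1$, random Clifford circuits with a brickwork or double-layer blocked architecture achieve this at depth $O(\log n)$, and depth $\Omega(\log n)$ is necessary. For all-to-all connectivity depth $\Omega(\log\log n)$ is necessary; a scheme of depth $O(\log\log n)$ encodes $\Theta(n)$ logical qubits into $O(n\log n)$ physical ones, at rate $O(1/\log n)$, and whether a constant rate is achievable at that depth is open. For the grids in between, the following conjecture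 is posed in \cite{LDLM}: \emph{there are constants $p,c,C>0$ such that for all large $n=L^D$ some circuit of depth $O((\log n)^{1/D})$ on $[L]^D$ has $k\ge cn$ and corrects $\mathcal N_p$ with AQEC error at most $n^{-C}$.}

\subsection{Which depth to expect}

Two rough computations point to the same scale. In a circuit of depth $d$ a logical qubit influences only the sites of its light cone, whose volume $V$ is of order $d^D$. By \eqref{eq:depol} the noise wipes out the whole cone, and the logical qubit with it, with probability $q^V$. At constant rate there are about $n/V$ logical qubits with disjoint cones, so $1-F\le\epsilon^2$ requires $nq^V/V\lesssim\epsilon^2$, that is, $V\gtrsim\log(n/\epsilon)$.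

Conversely, cut the grid into cubes of $m$ qubits and use in each cube a code of constant rate that fails with probability $2^{-cm}$. All cubes succeed except with probability $n2^{-cm}$, which is $\epsilon^2$ for $m\approx\log(n/\epsilon)$. Such a cube has side $m^{1/D}$. The two estimates meet if a good code on a cube can be encoded in depth proportional to the \emph{side} of the cube, which is the time that information needs to cross it. Showing that this is possible is the main task of the paper.

\subsection{Results}

Logarithms without a base are natural. The first theorem proves the conjecture.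

\begin{theorem}\label{thm:conj}
For every $D\ge1$, $R\in(0,1)$ and $C>0$ there are $p>0$ and $A<\infty$ such that for all large $n=L^D$ some nearest-neighbor Clifford encoding circuit of depth at most $A(\log n)^{1/D}$ has $k\ge Rn$ and corrects $\mathcal N_p$ with AQEC error at most $n^{-C}$.
\end{theorem}

The same circuits reach the hashing bound, for all error targets down to exponentially small ones.

\begin{theorem}\label{thm:hash}
Let $\mathcal N$ be an i.i.d.\ Pauli channel whose single-qubit distribution $\vec p$ has Shannon entropy $H<1$ bit, and let $0<R<1-H$. There are $A,\beta>0$ and $n_0$ such that for all $n=L^D\ge n_0$ and all $\epsilon\in[2^{-\beta n},\frac12]$ some nearest-neighbor encoding circuit of depth at most $A(\log(n/\epsilon))^{1/D}$ has $k\ge Rn$ and corrects $\mathcal N$ with AQEC error at most $\epsilon$.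
\end{theorem}

The converse allows larger gates.

\begin{theorem}\label{thm:conv}
Let the noise be depolarizing with parameter $q\in(0,1]$ as in \eqref{eq:depol}, and suppose that the support of every gate has $\ell_\infty$-diameter at most $w$, where $w\ge1$ is a constant. If an encoding of depth $d$ with $k\ge1$ logical qubits has AQEC error $\epsilon$, with any recovery, then
\begin{equation}\label{eq:conv}
\epsilon^2\ \ge\ 1-\exp\bigl(-\tfrac34Kq^V\bigr),\qquad V=(2wd+1)^D,\qquad K=\lceil k/(4wd+1)^D\rceil .
\end{equation}
Hence, if $k\ge cn$, $q<1$ and $\epsilon\le\frac12$, then $d\ge A'(\log(n/\epsilon))^{1/D}$ for $n\ge n_0(c,q,D)$, where $A'=A'(q,D,w)>0$.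
\end{theorem}

For depolarizing noise $H=h(p)+p\log_23$, where $h$ is the binary entropy in bits. If $H<1$ then $p<1/\log_23<\frac34$, so $q<1$ and both theorems apply.

\begin{corollary}\label{cor:theta}
For depolarizing noise with $p>0$ and $H<1$, any rate $R\in(0,1-H)$ and any $\epsilon\in[2^{-\beta n},\frac12]$, with $\beta$ as in Theorem~\ref{thm:hash}, the optimal encoding depth is $\Theta((\log(n/\epsilon))^{1/D})$.
\end{corollary}

Section~\ref{sec:lower} proves the converse. Section~\ref{sec:blocks} reduces Theorems~\ref{thm:conj} and~\ref{thm:hash} to a statement about one cube, and Section~\ref{sec:line} solves it for $D=1$. Section~\ref{sec:ensemble} introduces the random circuit on a cube and proves the spreading estimate, from which the two theorems follow in Sections~\ref{sec:distance} and~\ref{sec:hashing}.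

\section{Light cones and the lower bound}\label{sec:lower}

For a site $v$ put $\Lambda_0=\{v\}$, and let $\Lambda_t$ be the union of $\Lambda_{t-1}$ with the supports of the gates of layer $t$ that meet $\Lambda_{t-1}$. The \emph{light cone} of $v$ is $\Lambda(v)=\Lambda_d$. Since the gates of a layer are disjoint, conjugation by layer $t$ maps an operator supported in $\Lambda_{t-1}$ to one supported in $\Lambda_t$. Thus $UBU^\dagger$ is supported in $\Lambda(v)$ for every operator $B$ on $v$. Each layer enlarges the cone by at most $w$ in $\ell_\infty$-distance, so $\Lambda(v)$ lies in the ball of radius $wd$ around $v$ and $|\Lambda(v)|\le V$.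

\begin{proof}[Proof of Theorem~\ref{thm:conv}]
Choose logical sites $v_1,\dots,v_K$ greedily with pairwise $\ell_\infty$-distance greater than $2wd$. Each chosen site excludes at most $(4wd+1)^D$ sites, and $(K-1)(4wd+1)^D<k$, so the choice is possible. The cones $\Lambda(v_i)$ are disjoint.

By \eqref{eq:depol}, $\mathcal N_p$ is a mixture over \emph{erasure patterns}: each site is replaced by $I/2$ independently with probability $q$. Fix a pattern, let $\mathcal J$ be the set of $i$ such that all of $\Lambda(v_i)$ is erased, and let $J=|\mathcal J|$. We claim that this pattern gives fidelity at most $4^{-J}$, whatever the recovery.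

Let $O$ be an operator on the output sites outside $\bigcup_{i\in\mathcal J}\Lambda(v_i)$. It commutes with $UBU^\dagger$ for every operator $B$ on a site $v_i$, $i\in\mathcal J$. Hence $U^\dagger OU$ commutes with the full operator algebra of these sites, and $U^\dagger OU=I_{\mathcal J}\otimes O'$ with $O'$ acting on the remaining inputs. Let $B'$ be an operator on the reference qubits paired with the $v_i$, $i\in\mathcal J$, and let $\Phi_{\mathcal J}$ be the product of the corresponding $J$ Bell pairs. The input state is $\Phi_{\mathcal J}$ tensored with a state of the other qubits, so the expectation of $B'\otimes O$ in the encoded state factorizes as $\operatorname{tr}[\Phi_{\mathcal J}(B'\otimes I_{\mathcal J})]\,\langle O'\rangle=2^{-J}\operatorname{tr}(B')\,\langle O'\rangle$. Therefore these $J$ references are maximally mixed and uncorrelated with the outputs outside the erased cones. Filling the erased sites with $I/2$ and applying $\mathcal R$, which does not touch the references, preserves the product form. So the final state of the $J$ references and the $J$ corresponding recovered qubits is $2^{-J}I\otimes\rho'$ for some state $\rho'$, and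 its overlap with $\Phi_{\mathcal J}$ is $2^{-J}\operatorname{tr}[\rho'\,2^{-J}I]=4^{-J}$. Since $\Phi_k\le\Phi_{\mathcal J}\otimes I$ as projectors, the claim follows.

The fidelity is linear in the state, and the events that $\Lambda(v_i)$ is fully erased are independent because the cones are disjoint. Therefore
\begin{equation}\label{eq:prod}
1-\epsilon^2\le F\le\mathbb E\bigl[4^{-J}\bigr]=\prod_{i=1}^K\Bigl(1-\tfrac34q^{|\Lambda(v_i)|}\Bigr)\le\exp\bigl(-\tfrac34Kq^V\bigr),
\end{equation}
which is \eqref{eq:conv}.

Now let $k\ge cn$ and $\epsilon\le\frac12$. From $-\log(1-x)\le x/(1-x)\le\frac43x$ for $0\le x\le\frac14$ we get $\frac34Kq^V\le\frac43\epsilon^2$, so $Kq^V\le2\epsilon^2$. Since $4wd+1\le2(2wd+1)$, we have $K\ge cn/(2^DV)$. Together with $V\le2^V$ this gives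
\[
\frac{cn}{2^{D+1}\epsilon^2}\le Vq^{-V}\le(2/q)^V .
\]
Once $c\sqrt n\ge2^{D+1}$, the left side is at least $n^{1/2}\epsilon^{-2}\ge(n/\epsilon)^{1/2}$, so $V\ge\log(n/\epsilon)/(2\log(2/q))$. For $n>(2/q)^2$ this forces $V>1$, that is, $d\ge1$. Then $V\le(3wd)^D$, and
\[
d\ \ge\ \frac1{3w}\Bigl(\frac{\log(n/\epsilon)}{2\log(2/q)}\Bigr)^{1/D}.\qedhere
\]
\end{proof}

\begin{remark}
Three consequences can be read off. First, a polynomially small error is costly even for one logical qubit: $K\ge1$ and $1-e^{-x}\ge x/2$ on $[0,1]$ give $\epsilon^2\ge\frac38q^V$, so for $q<1$ the bound $\epsilon\le n^{-C}$ forces $V\log(1/q)\ge2C\log n-1$ and $d=\Omega((\log n)^{1/D})$. Second, $|\Lambda(v_1)|\le n$ in \eqref{eq:prod} gives $\epsilon^2\ge\frac34q^n$ at any depth, so an exponential lower limit on $\epsilon$ as in Theorem~\ref{thm:hash} cannot be avoided. Third, for $q=1$ it gives $\epsilon^2\ge\frac34$, so this case is excluded from the second part of Theorem~\ref{thm:conv} only because it is empty.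
\end{remark}

\section{Stabilizer codes and the reduction to one cube}\label{sec:blocks}

\subsection{Paulis, Cliffords, syndromes}\label{sec:pauli}

A \emph{Pauli} on $m$ qubits is a tensor product of $I,X,Y,Z$, taken modulo phase. The $4^m$ Paulis form a group isomorphic to $\mathbb F_2^{2m}$, in which every element is its own inverse. The \emph{support} of $E$ is the set of sites where $E$ is not $I$, and the \emph{weight} $\operatorname{wt}(E)$ is its size. A unitary $U$ is \emph{Clifford} if $E\mapsto UEU^\dagger$ maps Paulis to Paulis; this map is then a group automorphism, given by an element of $Sp(2m,\mathbb F_2)$. Modulo phases the Clifford group is finite. The only property of random Cliffords that we use is the following.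

\begin{lemma}\label{lem:uniform}
If $U$ is a uniformly random Clifford on $\ell$ qubits and $E\ne I$ is a fixed Pauli, then $UEU^\dagger$ is uniform on the $4^\ell-1$ Paulis other than $I$.
\end{lemma}

\begin{proof}
A uniform element of a finite group acting transitively on a set sends a fixed point to a uniform point, so it suffices to bring $E$ to $Z_1$. One-qubit Cliffords turn every nontrivial factor of $E$ into $Z$, a SWAP puts site $1$ in the support, and the CNOT with control $j$ and target $1$ maps $Z_1Z_j$ to $Z_1$.
\end{proof}

For $\delta\in(0,\frac12]$ put
\[
\eta(\delta)=\tfrac12\bigl(h(\delta)+\delta\log_23\bigr),\qquad\eta(\delta)\to0\ \text{ as }\delta\to0 .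
\]
The number of Paulis on $m$ qubits of weight at most $\delta m$ satisfies
\begin{equation}\label{eq:ball}
\sum_{i\le\delta m}\binom mi3^i\le2^{h(\delta)m}\,3^{\delta m}=4^{\eta(\delta)m},
\end{equation}
because $1\ge\sum_{i\le\delta m}\binom mi\delta^i(1-\delta)^{m-i}\ge2^{-h(\delta)m}\sum_{i\le\delta m}\binom mi$ when $\delta\le1-\delta$. We also use Hoeffding's inequality: a sum of $s$ independent variables, each with values in an interval of length $\lambda$, exceeds its mean by $t$ or more with probability at most $e^{-2t^2/(s\lambda^2)}$, and the same holds for deviations below the mean.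

Let $U$ be a Clifford on $m$ qubits, divided into logical sites and ancillas. Let $\mathcal Z$ be the group generated by the $Z_a$ on ancillas $a$, and let $\mathcal B\supset\mathcal Z$ be the group of Paulis that are $I$ or $Z$ on every ancilla and arbitrary on logical sites. The code has \emph{stabilizer} $\mathcal S=U\mathcal ZU^\dagger$ and \emph{normalizer} $U\mathcal BU^\dagger$. After a Pauli error $E$ on an encoded state, measuring the observables $UZ_aU^\dagger$ gives deterministic outcomes, the \emph{syndrome} of $E$: the outcome at $a$ is $+1$ exactly when $U^\dagger EU$ is $I$ or $Z$ at $a$. The syndrome is a homomorphism with kernel $U\mathcal BU^\dagger$, so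
\begin{equation}\label{eq:syn}
E,E'\text{ have the same syndrome}\iff EE'\in U\mathcal BU^\dagger .
\end{equation}
A \emph{decoder} assigns to each syndrome a Pauli $\hat E$. It \emph{succeeds} on $E$ if $\hat EE\in\mathcal S$, and \emph{fails} otherwise. On success, applying $\hat E$ and then $U^\dagger$ leaves an element of $\mathcal Z$, which does not touch the logical qubits.

\subsection{Tiling the grid}

The next lemma makes the cutting argument of the introduction precise. The constant $32D$ is the one that our circuits will have.

\begin{lemma}[Assembly]\label{lem:assembly}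
Let $\mathcal N$ be an i.i.d.\ Pauli channel, $0<R<r<1$ and $c>0$. Suppose that for all $\ell\ge\ell_1$ there are a nearest-neighbor Clifford circuit of depth at most $32D\ell$ on the cube $[\ell]^D$, a choice of $\lfloor r\ell\rfloor\ell^{D-1}$ logical sites, and a decoder that fails with probability at most $2^{-c\ell^D}$ under $\mathcal N$. Then there are $A,\beta>0$ and $n_0$ such that for all $n=L^D\ge n_0$ and $\epsilon\in[2^{-\beta n},\frac12]$ some nearest-neighbor Clifford circuit on $[L]^D$ of depth at most $A(\log(n/\epsilon))^{1/D}$ has $k\ge Rn$ and corrects $\mathcal N$ with AQEC error at most $\epsilon$.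
\end{lemma}

\begin{proof}
Choose $\tau\in(0,r)$ with $(1-\tau)^D(r-\tau)\ge R$ and put $\beta=\frac c4(\tau/2)^D$. Let $x=(\frac1c\log_2(n/\epsilon^2))^{1/D}$, $\ell=\lceil x\rceil$ and $m=\ell^D$. Since $x^D\ge\frac1c\log_2n$, we can choose $n_0$, independent of $\epsilon$, such that for $n\ge n_0$ we have $x\ge\max(\ell_1,1/\tau)$, $\log_2n\le2\beta n$ and $\tau L\ge2$. The lower limit on $\epsilon$ makes the cubes small compared with the grid: $\log_2(n/\epsilon^2)\le4\beta n$, so $\ell\le1+(4\beta n/c)^{1/D}=1+\tau L/2\le\tau L$.

Place $\lfloor L/\ell\rfloor^D$ disjoint cubes of side $\ell$ in the grid and run the given circuit in all of them in parallel. The leftover sites hold $|0\rangle$ and are not used. Then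
\[
k=\lfloor L/\ell\rfloor^D\lfloor r\ell\rfloor\ell^{D-1}\ge n\,(1-\ell/L)^D(r-1/\ell)\ge n(1-\tau)^D(r-\tau)\ge Rn .
\]
As $x\ge1$ and $n/\epsilon^2\le(n/\epsilon)^2$, the depth is at most $32D\ell\le64Dx\le64D(\frac2c\log_2(n/\epsilon))^{1/D}$.

To recover, in each cube measure the syndrome, apply the decoder's correction, undo the encoder and discard the ancillas. For each Pauli error this procedure is deterministic, and if all of the at most $n$ cubes succeed it restores the logical state exactly. So $\mathcal R\circ\mathcal N\circ\mathcal E$ is a convex mixture of channels in which the identity has weight at least $1-n2^{-cm}$. Hence $F\ge1-n2^{-cm}$ and $P\le\sqrt{n2^{-cm}}\le\epsilon$, because $cm\ge cx^D=\log_2(n/\epsilon^2)$.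
\end{proof}

\section{One line}\label{sec:line}

On a line of $\ell$ qubits the side and the volume coincide, and depth $O(\ell)$ is enough for every Clifford.

\begin{lemma}\label{lem:line}
Every Clifford unitary on a line of $\ell$ qubits has, up to a global phase, a nearest-neighbor circuit of Clifford gates of depth at most $32\ell$.
\end{lemma}

\begin{proof}
By \cite[Theorem 8]{AG}, a Clifford is a product of eleven rounds H-C-P-C-P-C-H-P-C-P-C, where H and P are rounds of one-qubit gates and each C is a circuit of CNOT gates. With a possible layer of Paulis there are at most $7$ one-qubit layers. We show that each C round costs depth $5\ell$; the total is then $25\ell+7\le32\ell$.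

A CNOT circuit acts on basis states by $x\mapsto Mx$ with $M\in GL_\ell(\mathbb F_2)$, and the CNOT with control $j$ and target $i$ is $I+e_{ij}$, where $e_{ij}$ is a matrix unit. Gaussian elimination gives $M=\Pi\,T_-T_+$ with $\Pi$ a permutation matrix, $T_-$ lower and $T_+$ upper triangular; over $\mathbb F_2$ the diagonals of $T_\pm$ consist of ones.

\emph{Permutations.} Odd--even transposition sort has $\ell$ layers; layer $t$ compares the positions $i,i+1$ with $i\equiv t\pmod2$ and exchanges their items if these are out of order. It sorts every input \cite{Knuth}. Labeling each qubit by its destination and placing a SWAP at each comparator that exchanges, we realize $\Pi$ in depth $\ell$.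

\emph{The full swap network.} Run the sort on the reversed input. It must remove $\ell(\ell-1)/2$ inversions, and each exchange of neighbors removes exactly one. The network has exactly $\ell(\ell-1)/2$ comparators: $(\ell-1)/2$ per layer for odd $\ell$, and alternately $\ell/2$ and $\ell/2-1$ for even $\ell$. So every comparator exchanges, and every pair of items is exchanged exactly once. In other words, the $\ell$ layers with a SWAP at every comparator reverse the line, and each pair of qubits meets exactly once.

\emph{Triangular matrices.} Name each qubit by its starting position. Where the qubits $i<j$ meet, replace the SWAP by the two-qubit gate consisting of a CNOT with control $j$ and target $i$, raised to a power $c_{ij}\in\{0,1\}$, followed by the SWAP. The circuit implements the product of the matrices $I+c_{ij}e_{ij}$ over all pairs $i<j$, in a fixed order, followed by the reversal. Expanding the product, a contribution to the $(i,j)$ entry is a monomial $c_{i_0i_1}c_{i_1i_2}\cdots c_{i_{s-1}i_s}$ along a chain $i=i_0<\dots<i_s=j$. So this entry is $c_{ij}$ plus a polynomial in the $c_{i'j'}$ with $j'-i'<j-i$. Solving for the $c_{ij}$ in order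 of increasing $j-i$, we obtain any prescribed $T_+$. This costs $\ell$ layers, and $\ell$ more undo the reversal. Exchanging control and target gives $T_-$ in depth $2\ell$. With $\Pi$ the total is $5\ell$.
\end{proof}

\begin{example}[The case $D=1$]\label{ex:D1}
Let $U$ be a uniformly random Clifford on $\ell$ qubits, $k_0=\lfloor r\ell\rfloor$ of them logical. Then $|\mathcal B|=4^{k_0}2^{\ell-k_0}\le2^{(1+r)\ell}$. By Lemma~\ref{lem:uniform} and \eqref{eq:ball}, for $E\ne I$,
\begin{equation}\label{eq:oneline}
\Pr\bigl[\operatorname{wt}(UEU^\dagger)\le\delta\ell\bigr]\le\frac{4^{\eta(\delta)\ell}-1}{4^\ell-1}\le4^{-(1-\eta(\delta))\ell},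
\end{equation}
using $\frac{a-1}{b-1}\le\frac ab$ for $1\le a\le b$, $b>1$. By a union bound, some nontrivial element of the normalizer has weight at most $\delta\ell$ with probability at most $2^{-(1-r-2\eta(\delta))\ell}$, which tends to $0$ if $\delta$ is small. By \eqref{eq:syn}, a typical $U$ then assigns different syndromes to all errors of weight at most $\delta\ell/2$.
\end{example}

For $D\ge2$ we could run this construction along a path that snakes through a cube of $m$ sites, but the depth would be $O(m)$ rather than $O(m^{1/D})$. This loss is inherent in the uniform distribution. The unit triangular matrices alone give $2^{m(m-1)/2}$ distinct Cliffords, while there are only $2^{O(md)}$ nearest-neighbor circuits of Clifford gates of depth $d$; so circuits of depth $o(m)$ reach a vanishing fraction of the group. We need an ensemble that is far from uniform and still yields good codes.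

\section{The line-by-line ensemble on a cube}\label{sec:ensemble}

\subsection{Definition}

Consider the cube $[\ell]^D$ with $m=\ell^D$ sites. A \emph{$j$-line} is a set of $\ell$ sites obtained by letting the coordinate $x_j$ vary and fixing the others; the $\ell^{D-1}$ $j$-lines partition the cube. What depth $O(\ell)$ does afford is a uniformly random Clifford on all lines of one direction in parallel. Let $U_j$ be a tensor product of uniformly random Cliffords, one on each $j$-line, all independent, and set
\[
U=U_1U_2\cdots U_D\qquad(U_D\text{ is applied first}).
\]
By Lemma~\ref{lem:line}, every realization of $U$ has a nearest-neighbor Clifford circuit of depth at most $32D\ell$.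

A \emph{$j$-cylinder} is a union of $j$-lines; there are $2^{\ell^{D-1}}$ of them. The \emph{$j$-hull} $\Omega_j(E)$ of a Pauli $E$ is the union of the $j$-lines that meet its support. For a $j$-cylinder $W$ let $\mathcal K_j(W)$ be the set of Paulis with $j$-hull $W$. Such a Pauli is nontrivial on each line of $W$ and trivial elsewhere, so $|\mathcal K_j(W)|=(4^\ell-1)^{|W|/\ell}$. For large $\ell$,
\begin{equation}\label{eq:half}
(1-4^{-\ell})^{-\ell^{D-1}}\le2,\qquad\text{and hence}\qquad|\mathcal K_j(W)|\ge\tfrac12\,4^{|W|}.
\end{equation}
Follow a Pauli $E$ through the circuit: $E_{D+1}=E$ and $E_j=U_jE_{j+1}U_j^\dagger$, so that $E_1=UEU^\dagger$. By Lemma~\ref{lem:uniform} applied on each line,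
\begin{equation}\label{eq:markov}
\text{given }E_{D+1},\dots,E_{j+1},\text{ the Pauli }E_j\text{ is uniform on }\mathcal K_j\bigl(\Omega_j(E_{j+1})\bigr).
\end{equation}
Thus $U_j$ remembers of $E_{j+1}$ only its $j$-hull, and $\Omega_j(E_j)=\Omega_j(E_{j+1})$. We call the random sequence of cylinders $\bigl(\Omega_D(E_D),\dots,\Omega_1(E_1)\bigr)$ the \emph{path} of $E$. Its first term is the deterministic set $\Omega_D(E)$.

\subsection{The square}\label{sec:square}

Take $D=2$, call the $2$-lines columns and the $1$-lines rows. The columns are scrambled first. Let $E$ touch $N\ge1$ columns, and ask for the probability that $E_1=UEU^\dagger$ has weight at most $\delta\ell^2$.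

For a uniform Clifford on the square this probability would be at most $4^{-(1-\eta(\delta))\ell^2}$. Here it can be far larger. If $N=1$, then with probability $3\ell/(4^\ell-1)\ge4^{-\ell}$ the Pauli $E_2$ has weight one, and then $E_1$ lies in one row and has weight at most $\ell\le\delta\ell^2$ (for $\ell\ge1/\delta$). A union bound over all $2^{(1+r)\ell^2}$ elements of $\mathcal B$ with one common estimate is therefore hopeless. On the other hand, few elements of $\mathcal B$ are so exposed. If every column has $\lfloor r\ell\rfloor$ logical sites, then at most $2^{(1+r)\ell N}$ elements of $\mathcal B$ touch exactly a given set of $N$ columns. So the union bound should be graded by $N$, and the estimate to aim for is $4^{-(1-\theta)\ell N}$, with $\theta$ so small that $2(1-\theta)>1+r$. Two arguments give it, in overlapping ranges of $N$. Assume \eqref{eq:half}, and fix $\kappa\in(0,\frac12]$.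

\emph{Few columns.} After $U_2$ the $N$ touched columns carry independent uniform nontrivial Paulis. By \eqref{eq:oneline}, all of them have weight at most $\kappa\ell$ with probability at most $4^{-(1-\eta(\kappa))\ell N}$. Otherwise one column is heavy, $E_2$ touches more than $\kappa\ell$ rows, and $E_1$ is uniform on a set of at least $\frac124^{\kappa\ell^2}$ Paulis. With \eqref{eq:ball},
\[
\Pr\bigl[\operatorname{wt}(E_1)\le\delta\ell^2\bigr]\le4^{-(1-\eta(\kappa))\ell N}+2\cdot4^{-(\kappa-\eta(\delta))\ell^2}.
\]
The second term does not improve with $N$, so this bound is good only for $N\le(\kappa-\eta(\delta))\ell$.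

\emph{Many columns.} Fix a set of $N'$ rows. For $E_2$ to touch exactly these rows it must be trivial on the $N(\ell-N')$ sites of the touched columns that lie in other rows (Figure~\ref{fig:path}), which has probability at most $2\cdot4^{-N(\ell-N')}$. Then $E_1$ is uniform on at least $\frac124^{\ell N'}$ Paulis and has low weight with probability at most $2\cdot4^{\eta(\delta)\ell^2-\ell N'}$. Since $N\le\ell$, we have $N(\ell-N')+\ell N'\ge\ell N$: touching few rows is costly in the first step, and touching many rows is costly in the second. Summing over the $2^\ell$ sets of rows,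
\[
\Pr\bigl[\operatorname{wt}(E_1)\le\delta\ell^2\bigr]\le2^{\ell+2}\,4^{\eta(\delta)\ell^2}\,4^{-\ell N}.
\]
The prefactor does not depend on $N$, so this bound is good only when $N$ is proportional to $\ell$.

Choosing first $\kappa$ with $\eta(\kappa)\le\theta/2$ and then $\delta$ with $\eta(\delta)\le\theta\kappa/4$, the first bound covers $N\le(\kappa-\eta(\delta))\ell$, and in the remaining range $N\ge\frac34\kappa\ell$ the factor $4^{\eta(\delta)\ell^2}$ is at most $4^{\theta\ell N/3}$. In higher dimension the second argument becomes a bound on paths, and the first an induction on $D$ in which columns are replaced by slices.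

\begin{figure}[t]
\centering
\begin{tikzpicture}[scale=0.62]
\foreach \x in {2,5} \fill[gray!30] (\x-0.4,0.5) rectangle (\x+0.4,6.5);
\foreach \y in {2,3,5} \draw[thick] (0.5,\y-0.4) rectangle (6.5,\y+0.4);
\foreach \x in {1,...,6} \foreach \y in {1,...,6} \fill (\x,\y) circle (0.05);
\foreach \x/\y in {2/2,5/3,2/5,5/5} \fill (\x,\y) circle (0.2);
\foreach \x in {2,5} \foreach \y in {1,4,6} \draw (\x,\y) circle (0.2);
\end{tikzpicture}
\caption{A path in the square $[6]^2$. A Pauli touching the two shaded columns (their union is $W_2$) is scrambled by random Cliffords on the columns. The result, with support at the large black dots, touches exactly the three framed rows (their union is $W_1$). This requires it to be trivial on the six circled sites of $W_2\setminus W_1$, each of which costs a factor of about $\frac14$ in probability.}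
\label{fig:path}
\end{figure}

\subsection{The path bound}

\begin{lemma}[Path bound]\label{lem:path}
Assume \eqref{eq:half}. Let $E$ be a Pauli, $W_D=\Omega_D(E)$, let $W_j$ be a $j$-cylinder for $j=D-1,\dots,1$, and let $\mathcal A$ be a set of Paulis. Put $\sigma=\sum_{j=2}^D|W_j\setminus W_{j-1}|$. Then
\[
\Pr\bigl[E\text{ has path }(W_D,\dots,W_1)\text{ and }E_1\in\mathcal A\bigr]\le2^D\,4^{-\sigma-|W_1|}\,|\mathcal A\cap\mathcal K_1(W_1)| .
\]
Moreover $|W_D|\le\sigma+|W_1|$.
\end{lemma}

\begin{proof}
Let $j\ge2$ and condition on $E_{D+1},\dots,E_{j+1}$ with $\Omega_j(E_{j+1})=W_j$. By \eqref{eq:markov}, $E_j$ is uniform on $\mathcal K_j(W_j)$. If $\Omega_{j-1}(E_j)=W_{j-1}$, then $E_j$ is supported in $W_j\cap W_{j-1}$, so by \eqref{eq:half} this event has conditional probability at most $4^{|W_j\cap W_{j-1}|}/|\mathcal K_j(W_j)|\le2\cdot4^{-|W_j\setminus W_{j-1}|}$. In the last step $E_1$ is uniform on $\mathcal K_1(W_1)$ and lies in $\mathcal A$ with conditional probability at most $2\cdot4^{-|W_1|}|\mathcal A\cap\mathcal K_1(W_1)|$. Multiplying the $D$ bounds gives the inequality. Finally, a site in $W_D\setminus W_1$ lies in $W_j\setminus W_{j-1}$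 for some $j\ge2$.
\end{proof}

\subsection{The spreading lemma}

\begin{lemma}[Spreading]\label{lem:spread}
For every $D\ge1$ and $\theta\in(0,1)$ there are $\delta=\delta(D,\theta)\in(0,\frac12]$ and $\ell_0=\ell_0(D,\theta)$ such that for all $\ell\ge\ell_0$ and all Paulis $E$ on $[\ell]^D$,
\[
\Pr\bigl[\operatorname{wt}(UEU^\dagger)\le\delta\ell^D\bigr]\le4^{-(1-\theta)|\Omega_D(E)|}.
\]
\end{lemma}

\begin{proof}
For $E=I$ the bound is $1$, so let $E\ne I$ and put $\omega=|\Omega_D(E)|\ge\ell$. We use induction on $D$. For $D=1$ we have $\omega=\ell$, and the claim is \eqref{eq:oneline} with any $\delta$ such that $\eta(\delta)\le\theta$.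

Let $D\ge2$. Put $\kappa=\delta(D-1,\theta/2)$ and choose $\delta\in(0,\frac12]$ with $\eta:=\eta(\delta)\le\theta\kappa/4$. Take $\ell_0\ge\ell_0(D-1,\theta/2)$ such that for $\ell\ge\ell_0$ condition \eqref{eq:half} holds, $\theta\ell\ge2$, and
\begin{equation}\label{eq:entropy}
D+(D-1)\ell^{D-1}\le\tfrac12\theta\kappa m .
\end{equation}

\emph{Case A: $\omega\le(\kappa-\eta)m$.} Cut the cube into the slices $\{x_1=u\}\cong[\ell]^{D-1}$, $u\in[\ell]$. Every $j$-line with $j\ge2$ lies in one slice. So $U_2\cdots U_D$ is a tensor product over slices of independent copies of the $(D-1)$-dimensional ensemble, with direction $D$ applied first. Let $F_u$ be the restriction of $E_2$ to slice $u$ and let $\omega_u$ be the number of sites of $\Omega_D(E)$ in that slice, so $\sum_u\omega_u=\omega$. The $F_u$ are independent, and by induction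
\[
\Pr\bigl[\operatorname{wt}(F_u)\le\kappa\ell^{D-1}\bigr]\le4^{-(1-\theta/2)\omega_u}.
\]
Suppose first that $|\Omega_1(E_2)|\le\kappa m$, so that $E_2$ touches at most $\kappa\ell^{D-1}$ $1$-lines. Distinct sites of one slice lie on distinct $1$-lines, so $\operatorname{wt}(F_u)\le\kappa\ell^{D-1}$ for \emph{every} $u$. By independence this has probability at most $4^{-(1-\theta/2)\omega}$. If instead $|\Omega_1(E_2)|>\kappa m$, then given $E_2$ the Pauli $E_1$ is uniform on a set of size at least $\frac124^{\kappa m}$, so by \eqref{eq:ball} it has weight at most $\delta m$ with conditional probability at most $2\cdot4^{-(\kappa-\eta)m}\le2\cdot4^{-\omega}$. Since $\theta\omega\ge\theta\ell\ge2$, the total is at most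
\[
4^{-(1-\theta)\omega}\bigl(4^{-\theta\omega/2}+2\cdot4^{-\theta\omega}\bigr)\le4^{-(1-\theta)\omega}\bigl(\tfrac14+\tfrac18\bigr).
\]

\emph{Case B: $\omega>(\kappa-\eta)m$.} Then $\omega>\frac34\kappa m$. Apply Lemma~\ref{lem:path} with $\mathcal A$ the set of Paulis of weight at most $\delta m$, using $|\mathcal A|\le4^{\eta m}$ and $\sigma+|W_1|\ge\omega$, and sum over the $2^{(D-1)\ell^{D-1}}$ choices of $W_{D-1},\dots,W_1$. The probability is at most $2^{D+(D-1)\ell^{D-1}+2\eta m}\,4^{-\omega}$. By \eqref{eq:entropy} and the choice of $\eta$, the exponent of $2$ is at most $\theta\kappa m\le\frac32\theta\kappa m\le2\theta\omega$, so the probability is at most $4^{-(1-\theta)\omega}$.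
\end{proof}

\section{Linear distance and the proof of Theorem~\ref{thm:conj}}\label{sec:distance}

Fix $r\in(0,1)$. In each $D$-line of the cube let $k_0=\lfloor r\ell\rfloor$ sites be logical and the other $\ell-k_0$ be ancillas, and encode with $U$. We call this the \emph{block code}; it has $k_0\ell^{D-1}$ logical qubits. An element of $\mathcal B$ has $2^{\ell+k_0}\le2^{(1+r)\ell}$ possible restrictions to a $D$-line, so for every $D$-cylinder $W$
\begin{equation}\label{eq:Bcount}
|\mathcal B\cap\mathcal K_D(W)|\le2^{(1+r)|W|}.
\end{equation}
This is the place where the even distribution of the ancillas among the lines of the first round is used, and it cannot be dropped. If $D\ge 2$ and some $D$-line had no ancilla, a logical Pauli on that line would be mapped by $U_D$ to a Pauli of weight one, and the remaining $D-1$ rounds would spread it over at most $\ell^{D-1}=m/\ell$ sites.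

From now on $\delta=\delta(D,\theta)$ is the constant of Lemma~\ref{lem:spread} for $\theta=(1-r)/4$; it depends only on $D$ and $r$. Let $G$ be the event
\[
G:\qquad\operatorname{wt}(UbU^\dagger)>\delta m\quad\text{for all }b\in\mathcal B\setminus\{I\}.
\]
On $G$ every nontrivial element of the normalizer is heavy; in particular the block code has distance greater than $\delta m$.

\begin{proposition}\label{prop:G}
$\Pr[G^c]\to0$ as $\ell\to\infty$.
\end{proposition}

\begin{proof}
Group the elements $b\ne I$ by their $D$-hull $W\ne\emptyset$. By \eqref{eq:Bcount} and Lemma~\ref{lem:spread}, those with hull $W$ contribute at most $2^{(1+r)|W|-2(1-\theta)|W|}=2^{-(1-r)|W|/2}$. A cylinder made of $N$ lines has $|W|=\ell N$, so by the binomial theorem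
\[
\Pr[G^c]\le\bigl(1+2^{-(1-r)\ell/2}\bigr)^{\ell^{D-1}}-1\le\exp\bigl(\ell^{D-1}2^{-(1-r)\ell/2}\bigr)-1\longrightarrow0.\qedhere
\]
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:conj}]
Choose $r\in(R,1)$, let $\delta$ be as above, and fix $p$ with $0<p<\delta/2$. By Proposition~\ref{prop:G}, for all large $\ell$ some realization of $U$ satisfies $G$. Decode by choosing a Pauli $\hat E$ of minimum weight with the observed syndrome. If the actual error has $\operatorname{wt}(E)\le\delta m/2$, then $\operatorname{wt}(\hat E)\le\delta m/2$ as well, so $\hat EE$ has weight at most $\delta m$; it lies in $U\mathcal BU^\dagger$ by \eqref{eq:syn}, hence equals $I$ by $G$, and the decoder succeeds. The weight of $E$ is a sum of $m$ independent indicators of mean $p$, so by Hoeffding's inequality the failure probability is at most $e^{-2(\delta/2-p)^2m}=2^{-cm}$ with $c=2(\delta/2-p)^2/\log2$. Apply Lemma~\ref{lem:assembly} with $\epsilon=n^{-C}$, which lies in $[2^{-\beta n},\frac12]$ for large $n$. The depth is at most $A(\log n^{1+C})^{1/D}=A(1+C)^{1/D}(\log n)^{1/D}$.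
\end{proof}

\begin{remark}
The circuit need not be selected with care: if one sample of $U$ is drawn and used in all cubes, then by Proposition~\ref{prop:G} it works with probability tending to $1$.
\end{remark}

\section{The hashing bound}\label{sec:hashing}

Write $\mu(E)$ for the probability of the error $E$ on the cube under $\mathcal N$, and $\mu(E_W)$ for the probability of its restriction to a set $W$ of sites. Since the noise is independent, $\mu(E)=\mu(E_W)\mu(E_{W^c})$. Choose $r$ with $R<r<1-H$ and put $\gamma=1-r-H>0$.

\subsection{What changes compared with a uniform Clifford}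

The rate $1-H$ comes from a count. Almost all of the probability lies on about $2^{Hm}$ typical errors, and a decoder that guesses a typical error with the right syndrome can fail on a typical $E$ only if $E\cdot UbU^\dagger$ is typical for some $b\in\mathcal B\setminus\{I\}$. For a uniform Clifford the expected number of such $b$ is about $2^{(1+r)m}\,2^{Hm}\,4^{-m}=2^{-\gamma m}$.

In our ensemble $Q=UbU^\dagger$ is uniform only on a class $\mathcal K_1(W_1)$, given its path. This has two consequences. First, we must count the $Q$ supported in a $1$-cylinder $W$ with $EQ$ typical, and we want about $2^{H|W|}$ of them. This can fail if $E$ is unusually likely outside $W$, for instance trivial there, since then much more than the share $H|W|$ of the total budget $Hm$ is available inside $W$. The definition of typicality will exclude this for all $W$ at once. Second, the gain is only $2^{-\gamma|W_1|}$, which must beat both the slack in the definition of typicality, proportional to $m$, and the number of paths. So we need $|W_1|$ proportional to $m$, which is what the event $G$ provides. The following remark shows that restricting to such an event is necessary.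

\begin{remark}
Let $D\ge2$, $k_0\ge1$, and let the noise be depolarizing with $0<p\le\frac34$. Then the failure probability of any decoder, averaged over the whole ensemble, is at least $2^{-\ell-1}(p/3)^{m/\ell}$, which is not exponentially small in $m$. Indeed, fix a site $a$. The Pauli $b=U_D^\dagger Z_aU_D$ is uniform among the nontrivial Paulis on the $D$-line through $a$, so it lies in $\mathcal B\setminus\mathcal Z$ with probability $(2^{\ell+k_0}-2^{\ell-k_0})/(4^\ell-1)\ge2^{-\ell}$. In that case $Q=UbU^\dagger\notin\mathcal S$ has weight at most $m/\ell$. The errors $E$ and $EQ$ have the same syndrome, the decoder fails on at least one of them, and each has probability at least $(p/3)^{m/\ell}$ times that of the other. Summing over the pairs $\{E,EQ\}$ gives failure probability at least $\frac12(p/3)^{m/\ell}$.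
\end{remark}

\subsection{Typical errors}

Let $\delta$ and $G$ be as in Section~\ref{sec:distance} and put $\xi=\gamma\delta/4$. Let $\mathcal T$ be the set of Paulis $E$ on $[\ell]^D$ with $\mu(E)>0$ such that
\begin{itemize}
\item[(T1)] $-\log_2\mu(E)\le(H+\xi)m$;
\item[(T2)] $-\log_2\mu(E_{W^c})\ge H|W^c|-\xi m$ for every $1$-cylinder $W$.
\end{itemize}
The set $\mathcal T$ does not depend on $U$. Under $\mu$, the variables $-\log_2\mu(E_{\{v\}})$, one for each site $v$, are i.i.d.\ with mean $H$, and they take finitely many values, which lie in an interval of length $\lambda=\lambda(\vec p)$; we may take $\lambda>0$. Each condition concerns a sum of $s\le m$ of these variables and a deviation $\xi m$, so it fails with probability at most $e^{-2\xi^2m^2/(s\lambda^2)}\le e^{-2\xi^2m/\lambda^2}$ (an empty sum never violates it). There are few enough cylinders for a union bound: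
\begin{equation}\label{eq:atyp}
\mu(\mathcal T^c)\le\bigl(2^{m/\ell}+1\bigr)e^{-2\xi^2m/\lambda^2}.
\end{equation}

\begin{lemma}\label{lem:count}
For $E\in\mathcal T$ and every $1$-cylinder $W$, the number of Paulis $Q$ supported in $W$ with $EQ\in\mathcal T$ is at most $2^{H|W|+2\xi m}$.
\end{lemma}

\begin{proof}
The Pauli $E'=EQ$ agrees with $E$ outside $W$, and $E'_W$ determines $Q$. By (T1) for $E'$ we have $\mu(E'_W)\ge2^{-(H+\xi)m}/\mu(E_{W^c})$. The numbers $\mu(E'_W)$ sum to at most $1$, so there are at most $2^{(H+\xi)m}\mu(E_{W^c})$ such $E'$. By (T2) for $E$ this is at most $2^{(H+\xi)m-H|W^c|+\xi m}=2^{H|W|+2\xi m}$.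
\end{proof}

\subsection{Decoding}

\begin{proof}[Proof of Theorem~\ref{thm:hash}]
Given $U$, assign to each syndrome some element of $\mathcal T$ with that syndrome if there is one, and $I$ otherwise. Let $f(U)$ be the failure probability of this decoder. If $E\in\mathcal T$ and the decoder fails, then $\hat E\in\mathcal T$ has the syndrome of $E$ and $\hat E\ne E$, so by \eqref{eq:syn} there is $b\in\mathcal B\setminus\{I\}$ such that $Q=UbU^\dagger$ lies in $\mathcal A_E=\{Q:EQ\in\mathcal T\}$. On $G$ we also have $|\Omega_1(Q)|\ge\operatorname{wt}(Q)>\delta m$. Therefore
\begin{equation}\label{eq:avg}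
\mathbb E_U\bigl[f(U)\mathbf 1_G\bigr]\le\mu(\mathcal T^c)+\sum_{E\in\mathcal T}\mu(E)\sum_{b\in\mathcal B\setminus\{I\}}\Pr\nolimits_U\bigl[UbU^\dagger\in\mathcal A_E,\ |\Omega_1(UbU^\dagger)|>\delta m\bigr].
\end{equation}
Fix $E\in\mathcal T$ and organize the inner sum by the path $(W_D,\dots,W_1)$ of $b$, whose last term is $\Omega_1(UbU^\dagger)$ and so satisfies $|W_1|>\delta m$. For a given sequence of cylinders, at most $2^{(1+r)|W_D|}$ elements $b$ have $D$-hull $W_D$ by \eqref{eq:Bcount}, and for each of them Lemmas~\ref{lem:path} and~\ref{lem:count} bound the probability by $2^D4^{-\sigma-|W_1|}2^{H|W_1|+2\xi m}$. There are at most $2^{Dm/\ell}$ sequences. So the inner sum is at most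
\[
2^{D+Dm/\ell+2\xi m}\,\max\,2^{-2\sigma-(2-H)|W_1|+(1+r)|W_D|},
\]
with the maximum over sequences with $|W_1|>\delta m$. Since $2-H=1+r+\gamma$ and $|W_D|-|W_1|\le\sigma$,
\[
-2\sigma-(2-H)|W_1|+(1+r)|W_D|\le-2\sigma+(1+r)\sigma-\gamma|W_1|\le-\gamma\delta m .
\]
In words, a site lost along the path costs a factor $4$ in probability and accounts for a factor of only $2^{1+r}<4$ in the number of $b$, while each site of the final hull gains $2^{-\gamma}$. As $2\xi=\gamma\delta/2$, the inner sum is at most $2^{D+Dm/\ell-\gamma\delta m/2}$.

Insert this and \eqref{eq:atyp} in \eqref{eq:avg}, and fix $c>0$ with $2c<\min\{2\xi^2/(\lambda^2\log2),\,\gamma\delta/2\}$. Since $m/\ell=o(m)$, we get $\mathbb E_U[f(U)\mathbf 1_G]\le2^{-2cm}$ for all large $\ell$. By Markov's inequality, $\Pr[G\text{ and }f(U)>2^{-cm}]\le2^{-cm}$, and with Proposition~\ref{prop:G},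
\[
\Pr\bigl[f(U)>2^{-cm}\bigr]\le\Pr[G^c]+2^{-cm}\longrightarrow0 .
\]
So for all large $\ell$ a typical realization of $U$ satisfies the hypothesis of Lemma~\ref{lem:assembly}, and that lemma gives the theorem.
\end{proof}

Corollary~\ref{cor:theta} follows by combining Theorem~\ref{thm:hash} with Theorem~\ref{thm:conv} for $c=R$; nearest-neighbor gates have $w=1$, and the lower bound persists for gates of any bounded diameter.

\begin{thebibliography}{9}

\bibitem{AG}
Aaronson and Gottesman, Phys.\ Rev.\ A \textbf{70}, 052328 (2004).

\bibitem{Knuth}
Knuth, \emph{The Art of Computer Programming}, vol.~3, \S5.3.4.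

\bibitem{LDLM}
Guoding Liu, Zhenyu Du, Zi-Wen Liu, and Xiongfeng Ma, ``Approximate Quantum Error Correction with 1D Log-Depth Circuits'', arXiv:2503.17759 (2025).

\end{thebibliography}
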